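# The classical cost of quantum local privacy in the high-privacy limit

## 1. Three qubit states at 120 degrees

Let $P_1,P_2,P_3$ be the Pauli matrices, and for $v\in\mathbb R^2$ put $\Gamma(v)=v_1P_1+v_2P_2$. Since $P_1P_2=-P_2P_1$ and $P_j^2=I$, we have $\Gamma(v)^2=|v|^2I$. As $\Gamma(v)$ has trace zero, its eigenvalues are $\pm|v|$. Let $u_1,u_2,u_3\in\mathbb R^2$ be unit vectors at mutual angles of 120 degrees, so $u_1+u_2+u_3=0$ and $u_x\cdot u_{x'}=-\tfrac12$ for $x\neq x'$. Consider the three states
$$\rho_x=\tfrac12\big(I+r\,\Gamma(u_x)\big),\qquad x=1,2,3,\quad 0<r\le 1 .$$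

A person with a secret $x\in\{1,2,3\}$ hands over $\rho_x$. How much does this reveal? Fix $\epsilon>0$ and write $t=e^\epsilon$. We ask that every outcome of every measurement be at most $t$ times more likely under one secret than under another; as recalled in Section 2, this means $t\rho_{x'}-\rho_x\ge0$ for all $x,x'$. Now
$$t\rho_{x'}-\rho_x=\tfrac12\big((t-1)I+r\,\Gamma(tu_{x'}-u_x)\big),$$
and for $x\ne x'$ we have $|tu_{x'}-u_x|^2=t^2+1+t$. The smallest eigenvalue is $\frac12\big((t-1)-r\sqrt{t^2+t+1}\big)$, so the largest allowed $r$ is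
$$\delta=\frac{t-1}{\sqrt{t^2+t+1}}<1 .$$
Take $r=\delta$ from now on.

Suppose the same states must be produced through a classical message. The person draws $y$ with probability $q(y|x)$ and publishes $y$; a laboratory that sees only $y$ prepares a fixed state $\sigma_y$. We need $\rho_x=\sum_yq(y|x)\sigma_y$. How private can $y$ be? Say that $y$ is private at level $s=e^{\epsilon'}$ if $q(y|x)\le s\,q(y|x')$ always.

Here is one way to do it. Let $y\in\{1,2,3\}$, $q(y|x)=\frac{s}{s+2}$ if $y=x$ and $\frac1{s+2}$ otherwise, and $\sigma_y=\frac12(I+\Gamma(u_y))$. Since the $u_y$ sum to zero,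
$$\sum_yq(y|x)u_y=\frac{(s-1)u_x+(u_1+u_2+u_3)}{s+2}=\frac{s-1}{s+2}\,u_x .$$
So we need $\frac{s-1}{s+2}=\delta$, that is, $s-1=\frac{3\delta}{1-\delta}$.

Can it be done much more cheaply? Write $\sigma_y=\frac12(I+b_{y,1}P_1+b_{y,2}P_2+b_{y,3}P_3)$ with $b_y\in\mathbb R^3$, $|b_y|\le1$, and regard $\mathbb R^2$ as the plane of the first two coordinates. The condition becomes $\delta u_x=\sum_yq(y|x)b_y$. Take the inner product with $u_x$ and sum over $x$:
$$3\delta=\sum_y b_y\cdot\Big(\sum_xq(y|x)u_x\Big)\le\sum_y\Big|\sum_xq(y|x)u_x\Big| .$$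
Fix $y$ with $q(y|\cdot)\ne0$, let $a=\min_xq(y|x)$, and write $q(y|x)=a(1+(s-1)\theta_x)$ with $\theta_x\in[0,1]$. The constant part drops out since $\sum_xu_x=0$, so $|\sum_xq(y|x)u_x|=a(s-1)|\sum_x\theta_xu_x|$. A convex function on the cube $[0,1]^3$ is maximal at a vertex, and at the vertices $\sum_x\theta_xu_x$ is $0$, some $u_x$, or some $u_x+u_{x'}=-u_{x''}$, of length at most $1$. Also $3a\le\sum_xq(y|x)$. Summing over $y$ and using $\sum_{x,y}q(y|x)=3$, we get $3\delta\le s-1$.

So for these three states the least possible value of $s-1$ lies between $3\delta$ and $\frac{3\delta}{1-\delta}$. As $\epsilon\to+0$ we have $\delta\sim\epsilon/\sqrt3$, and the cost is $s-1\sim\sqrt3\,(t-1)$. For instance, at $t=1.1$ one finds $\delta\approx0.0550$, and $\frac{s-1}{t-1}$ must be at least about $1.649$, while about $1.745$ suffices.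

Two questions grow out of this. Are there other triples of states that cost more than $\sqrt3$? And what is the worst cost for $n$ secrets instead of $3$?

## 2. Private mechanisms, channels, and the number $\epsilon_{\inf}$

Throughout $[n]=\{1,\dots,n\}$ and $\epsilon>0$. A density matrix is a positive semidefinite matrix of trace $1$; $A\le B$ means that $B-A$ is positive semidefinite; a quantum channel is a completely positive trace-preserving (CPTP) linear map.

**Definition ($\epsilon$-LDP).** An $\epsilon$-LDP mechanism is a conditional probability distribution $q=(q(y|x))_{x\in[n],\,y\in\mathcal Y}$, with $\mathcal Y$ finite, such that $q(y|x)\le e^\epsilon q(y|x')$ for all $x,x'\in[n]$ and $y\in\mathcal Y$. We write $\mathrm{Diag}_x(q)$ for the $|\mathcal Y|\times|\mathcal Y|$ diagonal matrix with entries $(q(y|x))_{y}$.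

An example is randomized response: $\mathcal Y=[n]$, $q(y|x)=\frac{s}{s+n-1}$ if $y=x$ and $\frac{1}{s+n-1}$ otherwise, which is $\epsilon$-LDP for $s=e^\epsilon$. For fixed $y$ we call the vector $(q(y|x))_{x\in[n]}$ a row. A nonzero row has all entries positive, because $q(y|x)\le e^\epsilon q(y|x')$.

**Definition ($\epsilon$-QLDP).** An $\epsilon$-QLDP mechanism is a tuple $\vec\rho=(\rho_1,\dots,\rho_n)$ of density matrices on some $\mathbb C^d$ with $\operatorname{Tr}(M\rho_x)\le e^\epsilon\operatorname{Tr}(M\rho_{x'})$ for all $x,x'\in[n]$ and all $0\le M\le I$.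

This is equivalent to $\rho_x\le e^\epsilon\rho_{x'}$ for all $x,x'$. Taking $M=|\psi\rangle\langle\psi|$ with $\psi$ a unit vector gives $\langle\psi|(e^\epsilon\rho_{x'}-\rho_x)|\psi\rangle\ge0$; conversely, the trace of a product of two positive semidefinite matrices is nonnegative, since $\operatorname{Tr}AB=\operatorname{Tr}A^{1/2}BA^{1/2}\ge0$. The trine of Section 1 is an example with $n=3$, $d=2$.

**Channels and preparations.** Saying that $\rho_x=\Lambda(\mathrm{Diag}_x(q))$ for a channel $\Lambda$ and all $x$ is the same as saying that $\rho_x=\sum_yq(y|x)\sigma_y$ for some density matrices $\sigma_y$. Given $\Lambda$, put $\sigma_y=\Lambda(|y\rangle\langle y|)$. Given the $\sigma_y$, the map $\Lambda(Z)=\sum_y\langle y|Z|y\rangle\,\sigma_y$ measures in the standard basis and prepares $\sigma_y$; it is a channel and $\Lambda(\mathrm{Diag}_x(q))=\rho_x$.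

**Definition ($\epsilon_{\inf}$).** $\epsilon_{\inf}=\epsilon_{\inf}(n,\epsilon)$ is the infimum of all $\epsilon'>0$ such that every $\epsilon$-QLDP mechanism $(\rho_1,\dots,\rho_n)$, of any dimension $d$, is the image of some $\epsilon'$-LDP mechanism $q$ under some channel $\Lambda$, that is, $\rho_x=\Lambda(\mathrm{Diag}_x(q))$ for every $x\in[n]$.

Note the order of choices: $q$ and $\Lambda$ may depend on $\vec\rho$, but $\epsilon'$ may not.

**The case $n=2$, by hand.** If $\rho_1\le t\rho_2$ and $\rho_2\le t\rho_1$, put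
$$M_1=\frac{t\rho_1-\rho_2}{t^2-1}\ge0,\qquad M_2=\frac{t\rho_2-\rho_1}{t^2-1}\ge0 .$$
Then $tM_1+M_2=\rho_1$ and $M_1+tM_2=\rho_2$, and $\operatorname{Tr}M_1=\operatorname{Tr}M_2=\frac1{t+1}$. With $\sigma_y=(t+1)M_y$ this is randomized response at $s=t$. For two secrets the classical simulation costs nothing.

The following bounds are known for every $n\ge2$ and $\epsilon>0$:
$$\sqrt{\frac{n(n-1)}{2\lfloor n/2\rfloor\lceil n/2\rceil}}\le\frac{e^{\epsilon_{\inf}}-1}{e^\epsilon-1}\le n-1. \tag{1}$$
For $n=2$ both sides equal $1$. The problem, from Yuuya Yoshida, "Optimal quantum locally differentially private mechanisms in the high-privacy regime", arXiv:2605.27278 (2026), is to prove or disprove that for every $n\ge3$ the lower bound is tight in the high-privacy limit: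
$$\liminf_{\epsilon\to+0}\frac{e^{\epsilon_{\inf}}-1}{e^\epsilon-1}=\sqrt{\frac{n(n-1)}{2\lfloor n/2\rfloor\lceil n/2\rceil}}\ ? \tag{2}$$

For $n=3$ the right side of (2) is $\sqrt{3/2}\approx1.225$, and the trine has just shown that the left side is at least $\sqrt3$. So (2) fails for $n=3$. We will show that it fails for every $n\ge3$ and find the limit. Put
$$m=\lfloor n/2\rfloor\lceil n/2\rceil,\qquad t=e^\epsilon,\qquad \kappa_n=(n-1)\sqrt{\frac n{2m}}=\sqrt{n-1}\cdot\sqrt{\frac{n(n-1)}{2m}} .$$
For even $n$, $m=n^2/4$ and $\kappa_n=(n-1)\sqrt{2/n}$. For odd $n$, $m=(n^2-1)/4$ and $\kappa_n=\sqrt{2n(n-1)/(n+1)}$. In particular $\kappa_3=\sqrt3$ and $\kappa_4=3/\sqrt2\approx2.121$.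

**Theorem A.** For all $n\ge3$ and $\epsilon>0$,
$$\frac{e^{\epsilon_{\inf}}-1}{e^\epsilon-1}\ge\frac{\kappa_n}{\sqrt{t+\frac{n-1}{2n}(t-1)^2}},$$
witnessed by mechanisms of dimension $d=2^{\lceil(n-1)/2\rceil}$ (qubits if $n=3$).

**Theorem B.** If $n\ge3$ and $4\sinh^2(\epsilon/2)<\frac2{n-2}$, then
$$2\sinh(\epsilon_{\inf}/2)\le\kappa_n\,\frac{2\sinh(\epsilon/2)}{\sqrt{1-2(n-2)\sinh^2(\epsilon/2)}} .$$

**Theorem C.** For every $n\ge3$ the limit exists and
$$\lim_{\epsilon\to+0}\frac{e^{\epsilon_{\inf}}-1}{e^\epsilon-1}=\kappa_n=(n-1)\sqrt{\frac n{2\lfloor n/2\rfloor\lceil n/2\rceil}}\qquad(\sim\sqrt{2n}\ \text{ as }n\to\infty).$$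

The limit is $\sqrt{n-1}$ times the value proposed in (2), so (2) is false for every $n\ge3$. It respects the upper bound in (1): $\kappa_n\le n-1$ means $n\le2m$, and $2m\ge\frac{n^2-1}2\ge n$ for $n\ge3$.

## 3. A simplex of anticommuting matrices: proof of Theorem A

The plan is to repeat Section 1 with $n$ vectors in $\mathbb R^{n-1}$. The Pauli matrices are replaced by a larger anticommuting family, which keeps the one feature that made the trine computable: the operator norm of $\Gamma(v)$ is the Euclidean length of $v$.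

**Ingredient 1: the simplex.** Let $e_1,\dots,e_n$ be the standard basis of $\mathbb R^n$ and $\mathbf 1=\sum_xe_x$. The vectors $e_x-\frac1n\mathbf 1$ lie in the hyperplane orthogonal to $\mathbf 1$, sum to zero, have squared length $\frac{n-1}n$ and mutual inner products $-\frac1n$. Normalizing, we get unit vectors $u_1,\dots,u_n\in\mathbb R^{n-1}$ with
$$\sum_xu_x=0,\qquad u_x\cdot u_{x'}=-\frac1{n-1}\quad(x\ne x').$$

**Ingredient 2: the matrices.** Let $N_0=\lceil(n-1)/2\rceil$ and $d=2^{N_0}$. On $(\mathbb C^2)^{\otimes N_0}$ the Jordan–Wigner matrices are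
$$\gamma_{2j-1}=P_3^{\otimes(j-1)}\otimes P_1\otimes I^{\otimes(N_0-j)},\qquad\gamma_{2j}=P_3^{\otimes(j-1)}\otimes P_2\otimes I^{\otimes(N_0-j)} ,\qquad 1\le j\le N_0.$$
Each is Hermitian with square $I$. The two with the same $j$ anticommute because $P_1P_2=-P_2P_1$. For two with different $j<j'$, the factors differ in an anticommuting way in exactly one place, the $j$-th, where $P_1$ or $P_2$ meets $P_3$; so they anticommute. There are $2N_0\ge n-1$ of them; keep $n-1$. For $n=3$ these are $P_1,P_2$; for $n=4$ we keep $P_1\otimes I$, $P_2\otimes I$, $P_3\otimes P_1$.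

For $v\in\mathbb R^{n-1}$ put $\Gamma(v)=\sum_jv_j\gamma_j$. We need three facts.

1. $\Gamma(v)^2=|v|^2I$, because the cross terms $v_jv_k(\gamma_j\gamma_k+\gamma_k\gamma_j)$ vanish. As $\Gamma(v)$ is Hermitian, $\|\Gamma(v)\|=|v|$.
2. $\operatorname{Tr}\Gamma(v)\Gamma(v')=d\,v\cdot v'$, because for $j\ne k$ cyclicity and anticommutation give $\operatorname{Tr}\gamma_j\gamma_k=\operatorname{Tr}\gamma_k\gamma_j=-\operatorname{Tr}\gamma_j\gamma_k$, hence $0$.
3. $\operatorname{Tr}\gamma_j=0$. Since $n-1\ge2$ there is $k\ne j$, and $\gamma_j=-\gamma_k\gamma_j\gamma_k^{-1}$ has trace $-\operatorname{Tr}\gamma_j$.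

**Step 1: the mechanism, and its privacy.** Set
$$\rho_x=\frac1d\big(I+\delta\,\Gamma(u_x)\big),\qquad\delta=\frac{t-1}{\sqrt{(t-1)^2+\frac{2tn}{n-1}}}\in(0,1).$$
Facts 1 and 3 show that these are density matrices. For $x\ne x'$,
$$t\rho_{x'}-\rho_x=\frac1d\big((t-1)I+\delta\,\Gamma(tu_{x'}-u_x)\big),\qquad|tu_{x'}-u_x|^2=t^2+1+\frac{2t}{n-1}=(t-1)^2+\frac{2tn}{n-1},$$
so $\|\delta\,\Gamma(tu_{x'}-u_x)\|=t-1$ and $t\rho_{x'}-\rho_x\ge0$. Thus $\vec\rho$ is $\epsilon$-QLDP.

**Step 2: how far a private row can point.** This step bounds what one classical message can contribute. Let $s=e^{\epsilon'}$, $z=s-1>0$, and let $0\ne v\in\mathbb R^n_{\ge0}$ satisfy $v_x\le s\,v_{x'}$ for all $x,x'$. Then $a=\min_xv_x>0$, and $v_x=a(1+z\theta_x)$ with $\theta\in[0,1]^n$. Since $\sum_xu_x=0$,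
$$\Big|\sum_xv_xu_x\Big|=az\,\Big|\sum_x\theta_xu_x\Big| .$$
The right side is convex in $\theta$, so it is largest at a vertex $\theta=1_S$ of the cube. If $|S|=k$,
$$\Big|\sum_{x\in S}u_x\Big|^2=k-\frac{k(k-1)}{n-1}=\frac{k(n-k)}{n-1}\le\frac m{n-1}.$$
Finally $na\le\sum_xv_x$. Together,
$$\Big|\sum_xv_xu_x\Big|\le\frac zn\sqrt{\frac m{n-1}}\ \sum_xv_x. \tag{3}$$

**Step 3: comparison.** Suppose $\rho_x=\sum_yq(y|x)\sigma_y$ with $q$ an $\epsilon'$-LDP mechanism. By facts 2 and 3, $\operatorname{Tr}\rho_x\Gamma(u_x)=\delta$. Summing over $x$, using linearity of $\Gamma$, then $\operatorname{Tr}\sigma_y\Gamma(v)\le\|\Gamma(v)\|=|v|$, and then (3) with $\sum_{x,y}q(y|x)=n$,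
$$n\delta=\sum_y\operatorname{Tr}\Big[\sigma_y\,\Gamma\Big(\sum_xq(y|x)u_x\Big)\Big]\le\sum_y\Big|\sum_xq(y|x)u_x\Big|\le z\sqrt{\frac m{n-1}} .$$
Hence $e^{\epsilon'}-1\ge n\delta\sqrt{\frac{n-1}m}$. Since $(t-1)^2+\frac{2tn}{n-1}=\frac{2n}{n-1}\big(t+\frac{n-1}{2n}(t-1)^2\big)$ and
$$n\sqrt{\frac{n-1}m}\cdot\sqrt{\frac{n-1}{2n}}=(n-1)\sqrt{\frac n{2m}}=\kappa_n,$$
every $\epsilon'$ with the property that defines $\epsilon_{\inf}$ satisfies
$$e^{\epsilon'}-1\ge\kappa_n\frac{t-1}{\sqrt{t+\frac{n-1}{2n}(t-1)^2}} .$$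
Taking the infimum over $\epsilon'$ proves Theorem A. $\square$

Letting $\epsilon\to+0$ gives $\liminf\ge\kappa_n>\sqrt{n(n-1)/(2m)}$, so (2) is already disproved for every $n\ge3$. There is a statement at positive $\epsilon$ as well. We have $t+\frac{n-1}{2n}(t-1)^2<t+\frac{(t-1)^2}2=\frac{t^2+1}2$, and this is at most $n-1$ when $t\le\sqrt{2n-3}$. So for all $\epsilon$ with $e^\epsilon\le\sqrt{2n-3}$ the lower bound in (1) is strictly non-tight.

## 4. Randomized response gives $n-1$, and no better

To find the limit we need an upper bound: a way to simulate every $\epsilon$-QLDP mechanism. Randomized response worked perfectly for $n=2$ and, to leading order, for the trine. So try it for all $n$ and all $\vec\rho$.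

With $q$ randomized response at level $s$, the equations $\rho_x=\sum_yq(y|x)\sigma_y$ read
$$(s+n-1)\rho_x=(s-1)\sigma_x+\sum_y\sigma_y .$$
Summing over $x$ gives $\sum_x\rho_x=\sum_y\sigma_y$, so the $\sigma_x$ are forced:
$$\sigma_x=\frac{(s+n-1)\rho_x-\sum_{y}\rho_y}{s-1}. \tag{4}$$
They have trace $1$, so the only question is positivity, that is, whether $(s+n-2)\rho_x\ge\sum_{y\ne x}\rho_y$. Since $\rho_y\le t\rho_x$, it is enough that $s+n-2=(n-1)t$, which means $s-1=(n-1)(t-1)$. This proves the upper bound in (1), and in particular that $\epsilon_{\inf}$ is finite.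

It also stops here. Take the diagonal states on $\mathbb C^n$
$$(\rho_x)_{yy}=\frac{1}{1+(n-1)t}\ \text{ if }y=x,\qquad(\rho_x)_{yy}=\frac t{1+(n-1)t}\ \text{ if }y\ne x .$$
The ratios are at most $t$, so this is $\epsilon$-QLDP. Here $\sum_y\rho_y=I$, and the $x$-th diagonal entry of (4) is nonnegative only if $s+n-1\ge1+(n-1)t$, which is again $s-1\ge(n-1)(t-1)$. Yet these states are diagonal and form an $\epsilon$-LDP mechanism themselves, so they can be simulated at $\epsilon'=\epsilon$, using rows of shape $(1,t,\dots,t)$ instead of $(t,1,\dots,1)$.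

The failure concerns this one fixed $q$. It does not show that $q$ has to vary with $\vec\rho$, nor which row shapes are needed; it only shows that we should not commit to randomized response. The cautious course is to allow as many rows as could possibly help, with weights left free. Which rows are those? As in Step 2 of Section 3, a nonzero row is $a(1+z\theta)$ with $\theta\in[0,1]^n$, and $\theta$ is a convex combination of vectors $1_S$, so the row is a nonnegative combination of rows $1+z1_S$. The constant row, from $S=\emptyset$ or $S=[n]$, is not needed, since for nonempty proper $S$ we have $(1+z1_S)+(1+z1_{S^c})=2+z$. So rows $1+z1_S$ with $S$ nonempty and proper lose nothing.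

## 5. A cone of simulable tuples and its dual

We begin the proof of Theorem B. Put
$$w=\frac{(t-1)^2}t=4\sinh^2(\epsilon/2)<\frac2{n-2},$$
and choose $\epsilon'>0$, with $s=e^{\epsilon'}$ and $z=s-1$, such that
$$w':=\frac{z^2}s=4\sinh^2(\epsilon'/2)=\frac{\kappa_n^2\,w}{1-\frac{(n-2)w}2}. \tag{5}$$
Since $\frac{(n-2)w}{2}=2(n-2)\sinh^2(\epsilon/2)$, the square root of (5) is the bound in Theorem B. So we must show that every $\epsilon$-QLDP mechanism $\vec\rho$ is the image of an $\epsilon'$-LDP mechanism; then $\epsilon_{\inf}\le\epsilon'$.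

Fix $\vec\rho$. Because $\rho_x\le t\rho_{x'}$ for all $x,x'$, the kernel of $\rho_{x'}$ lies in that of $\rho_x$ and conversely, so all $\rho_x$ have the same support. Restrict to it; a simulation there is a simulation on $\mathbb C^d$. So we may assume $\bar\rho:=\frac1n\sum_x\rho_x>0$.

**Step 1: the cone.** This step turns the existence of $q$ and $\Lambda$ into one membership statement. Let $\mathcal S$ be the set of nonempty proper subsets of $[n]$ and
$$\mathcal C=\Big\{\Big(\sum_{S\in\mathcal S}(1+z1_S(x))M_S\Big)_{x\in[n]}:\ M_S\ge0\Big\}.$$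
Suppose $\vec\rho\in\mathcal C$. Drop every $S$ with $M_S=0$ and put
$$q(S|x)=(1+z1_S(x))\operatorname{Tr}M_S,\qquad\sigma_S=\frac{M_S}{\operatorname{Tr}M_S}.$$
Then $\sum_Sq(S|x)=\operatorname{Tr}\rho_x=1$; the ratios $q(S|x)/q(S|x')$ are at most $1+z=s$; and $\rho_x=\sum_Sq(S|x)\sigma_S$. By Section 2 this is the simulation we want. So it suffices to prove $\vec\rho\in\mathcal C$. (The $n=2$ solution of Section 2 was of this form, with $z=t-1$ and $M_1,M_2$ attached to $S=\{1\},\{2\}$.)

For $n=2$ we could write the $M_S$ down. Here we instead suppose that none exist and look at the obstruction.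

**Step 2: separation.** This step produces the obstruction. We work in the real vector space of $n$-tuples of Hermitian matrices with inner product $\sum_x\operatorname{Tr}X_xZ_x$. The set $\mathcal C$ is a convex cone. It is closed: if a sequence in $\mathcal C$ converges, the corresponding $M_S\ge0$ are each bounded above by the first component of the tuple, because all coefficients $1+z1_S(1)$ are at least $1$; so they stay bounded, a subsequence of all of them converges, and the limit tuple has the same form.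

Suppose $\vec\rho\notin\mathcal C$. Let $\vec p$ be the point of $\mathcal C$ nearest to $\vec\rho$, and $\vec X=\vec p-\vec\rho\ne0$. For $\vec\zeta\in\mathcal C$ and $\tau\ge0$ the point $\vec p+\tau\vec\zeta$ is in $\mathcal C$, so its squared distance $|\vec X+\tau\vec\zeta|^2$ from $\vec\rho$ is at least $|\vec X|^2$, which forces $\langle\vec X,\vec\zeta\rangle\ge0$. Moving instead to $(1+\tau)\vec p$ with small $\tau$ of either sign gives $\langle\vec X,\vec p\rangle=0$. Hence $\langle\vec X,\vec\rho\rangle=\langle\vec X,\vec p\rangle-|\vec X|^2<0$. So there are Hermitian $X_x$ with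
$$\sum_x\operatorname{Tr}X_x\rho_x<0, \tag{6}$$
and with nonnegative pairing on $\mathcal C$. Write $X_S=\sum_{x\in S}X_x$ and $H=\sum_xX_x$. The pairing with a general element of $\mathcal C$ is
$$\sum_x\operatorname{Tr}X_x\sum_S(1+z1_S(x))M_S=\sum_S\operatorname{Tr}\big[(H+zX_S)M_S\big],$$
and this is nonnegative for all $M_S\ge0$ exactly when
$$H+zX_S\ge0\qquad(S\in\mathcal S). \tag{7}$$
Adding (7) for $S$ and $S^c$ gives $(2+z)H\ge0$, so $H\ge0$. Replacing each $X_x$ by $X_x+\eta I$ with $\eta>0$ adds $(n+z|S|)\eta I$ to the left side of (7), adds $n\eta$ to the left side of (6), and makes $H>0$. For small $\eta$ both (6) and (7) survive. So we assume $H>0$.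

From here the goal is to show that (7) and $\rho_x\le t\rho_{x'}$ force $\sum_x\operatorname{Tr}X_x\rho_x\ge0$, against (6).

## 6. Why the means must be made equal

Split each tuple into its mean and its deviation: $\rho_x=\bar\rho+A_x$ and $X_x=\frac1nH+Y_x$, with $\sum_xA_x=\sum_xY_x=0$. The cross terms vanish, and Cauchy–Schwarz gives
$$\sum_x\operatorname{Tr}X_x\rho_x=\operatorname{Tr}\bar\rho H+\sum_x\operatorname{Tr}A_xY_x\ge\operatorname{Tr}\bar\rho H-\sqrt{\alpha\beta},\qquad\alpha=\sum_x\operatorname{Tr}A_x^2,\quad\beta=\sum_x\operatorname{Tr}Y_x^2 .$$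
Privacy says that the $\rho_x$ are close to each other relative to their size, so one expects a bound $\alpha\le c_1\operatorname{Tr}\bar\rho^2$; (7) says that the $X_x$ are not spread out too much relative to $H$, so one expects $\beta\le c_2\operatorname{Tr}H^2$. If $c_1c_2\le1$ we then have $\sqrt{\alpha\beta}\le\sqrt{\operatorname{Tr}\bar\rho^2\operatorname{Tr}H^2}$, and we would like this to be at most $\operatorname{Tr}\bar\rho H$. But Cauchy–Schwarz gives the opposite inequality, $\operatorname{Tr}\bar\rho H\le\sqrt{\operatorname{Tr}\bar\rho^2\operatorname{Tr}H^2}$, and the gap can be large: for $\bar\rho=\mathrm{diag}(1-\eta,\eta)$ and $H=\mathrm{diag}(\eta,1-\eta)$ the left side is $2\eta(1-\eta)$, which tends to $0$ with $\eta$, and the right side is $(1-\eta)^2+\eta^2$, which tends to $1$. The argument works only when $\bar\rho$ and $H$ are proportional.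

The way past this is that the problem has more symmetry than we have used. If $G>0$, the replacement $\rho_x\mapsto G\rho_xG$, $X_x\mapsto G^{-1}X_xG^{-1}$ preserves $\rho_x\le t\rho_{x'}$, preserves (7), and preserves each number $\operatorname{Tr}X_x\rho_x$. It destroys the normalization $\operatorname{Tr}\rho_x=1$, but that is not used again. So we choose $G$ to make the two means equal.

**Step 3: balancing.** We want $G\bar\rho G=G^{-1}HG^{-1}$, that is, $G^2\bar\rho G^2=H$. Let $G>0$ be the positive square root of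
$$G^2=\bar\rho^{-1/2}\big(\bar\rho^{1/2}H\bar\rho^{1/2}\big)^{1/2}\bar\rho^{-1/2}>0 .$$
Indeed
$$G^2\bar\rho G^2=\bar\rho^{-1/2}\big(\bar\rho^{1/2}H\bar\rho^{1/2}\big)^{1/2}\big(\bar\rho^{1/2}H\bar\rho^{1/2}\big)^{1/2}\bar\rho^{-1/2}=H .$$
In the commuting case $\bar\rho=\mathrm{diag}(a_i)$, $H=\mathrm{diag}(h_i)$, this is $G^2=\mathrm{diag}(\sqrt{h_i/a_i})$, and both means become $\mathrm{diag}(\sqrt{a_ih_i})$.

After the replacement we keep the letters $\rho_x$, $X_x$ and have
$$\frac1n\sum_x\rho_x=\sum_xX_x=:N>0,\qquad\nu:=\operatorname{Tr}N^2>0 .$$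
Write $\rho_x=N+A_x$, $X_x=\frac1nN+Y_x$ with $\sum_xA_x=\sum_xY_x=0$, and define $\alpha,\beta$ as before for these new deviations. The splitting now reads
$$\sum_x\operatorname{Tr}X_x\rho_x=\nu+\sum_x\operatorname{Tr}A_xY_x\ge\nu-\sqrt{\alpha\beta}. \tag{8}$$
The three quantities are on one scale, and it remains to show $\alpha\beta\le\nu^2$.

## 7. Two trace inequalities

Both bounds come from one device: two positive semidefinite matrices have a product of nonnegative trace. We apply it to pairs of constraints that press on a deviation from opposite sides.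

**Step 4: the bound on $\alpha$, from privacy.** For $x\ne x'$ both $t\rho_{x'}-\rho_x$ and $t\rho_x-\rho_{x'}$ are positive semidefinite, so
$$0\le\operatorname{Tr}(t\rho_{x'}-\rho_x)(t\rho_x-\rho_{x'})=(t^2+1)\operatorname{Tr}\rho_x\rho_{x'}-t\operatorname{Tr}\rho_x^2-t\operatorname{Tr}\rho_{x'}^2 .$$
The right side equals $(t-1)^2\operatorname{Tr}\rho_x\rho_{x'}-t\operatorname{Tr}(\rho_x-\rho_{x'})^2$. Dividing by $t$,
$$\operatorname{Tr}(\rho_x-\rho_{x'})^2\le w\operatorname{Tr}\rho_x\rho_{x'} .$$
Sum over unordered pairs. On the left, $\rho_x-\rho_{x'}=A_x-A_{x'}$ and $\sum_xA_x=0$, so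
$$\sum_{x<x'}\operatorname{Tr}(A_x-A_{x'})^2=n\sum_x\operatorname{Tr}A_x^2-\operatorname{Tr}\Big(\sum_xA_x\Big)^2=n\alpha .$$
On the right, $\sum_{x,x'}\operatorname{Tr}\rho_x\rho_{x'}=\operatorname{Tr}(nN)^2=n^2\nu$ and $\sum_x\operatorname{Tr}\rho_x^2=n\nu+\alpha$, so $\sum_{x<x'}\operatorname{Tr}\rho_x\rho_{x'}=\frac12\big(n(n-1)\nu-\alpha\big)$. Thus $2n\alpha\le w\big(n(n-1)\nu-\alpha\big)$, that is,
$$\alpha\le\frac{n(n-1)\,w}{w+2n}\,\nu. \tag{9}$$

As a check, look at the simplex mechanism of Section 3, with $N=\frac1dI$. There $\nu=\frac1d$ and $\alpha=n\delta^2/d$, so $\alpha/\nu=n\delta^2=\frac{n(n-1)w}{(n-1)w+2n}$. It satisfies (9), and agrees with it to leading order as $w\to0$.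

**Step 5: the bound on $\beta$, from the cone.** Let $k=\lfloor n/2\rfloor$, let $|S|=k$, and put $Y_S=\sum_{x\in S}Y_x$. Then $X_S=\frac knN+Y_S$, and $X_{S^c}=N-X_S=\frac{n-k}nN-Y_S$. So (7) for $S$ and for $S^c$, with $H=N$, reads
$$\Big(1+\frac{zk}n\Big)N+zY_S\ge0,\qquad\Big(1+\frac{z(n-k)}n\Big)N-zY_S\ge0 .$$
The trace of the product is nonnegative:
$$\Big(1+\frac{zk}n\Big)\Big(1+\frac{z(n-k)}n\Big)\nu+\big(\text{a multiple of }\operatorname{Tr}NY_S\big)-z^2\operatorname{Tr}Y_S^2\ge0,$$
where the multiple depends only on $z,k,n$. Average over all $S$ of size $k$.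

The average of $Y_S$ is $\frac kn\sum_xY_x=0$, so the linear term disappears. A given $x$ lies in $S$ with frequency $\frac kn$, and a given ordered pair $x\ne x'$ lies in $S$ with frequency $\frac{k(k-1)}{n(n-1)}$. Since $\sum_xY_x=0$, we have $\sum_{x\ne x'}\operatorname{Tr}Y_xY_{x'}=-\beta$. So the average of $\operatorname{Tr}Y_S^2$ is
$$\Big(\frac kn-\frac{k(k-1)}{n(n-1)}\Big)\beta=\frac{k(n-k)}{n(n-1)}\beta=\frac m{n(n-1)}\beta .$$
Finally $\big(1+\frac{zk}n\big)\big(1+\frac{z(n-k)}n\big)=1+z+\frac{z^2k(n-k)}{n^2}=s+\frac{z^2m}{n^2}$. Hence $\frac{z^2m}{n(n-1)}\beta\le\big(s+\frac{z^2m}{n^2}\big)\nu$, and with $w'=z^2/s$,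
$$\beta\le\frac{n(n-1)}m\Big(\frac s{z^2}+\frac m{n^2}\Big)\nu=(n-1)\Big(\frac n{m\,w'}+\frac1n\Big)\nu. \tag{10}$$

The choice $k=\lfloor n/2\rfloor$ maximizes $k(n-k)$, the same quantity that was maximized in (3).

## 8. Closing the estimate: end of the proof of Theorem B

**Step 6: $\alpha\beta\le\nu^2$.** This step checks that $\epsilon'$ in (5) was chosen exactly so that the two bounds fit. Multiplying (9) and (10),
$$\frac{\alpha\beta}{\nu^2}\le\frac{n(n-1)w}{w+2n}\,(n-1)\Big(\frac n{m\,w'}+\frac1n\Big)=\frac{(n-1)^2w}{w+2n}\Big(\frac{n^2}{m\,w'}+1\Big).$$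
The right side is at most $1$ if and only if
$$\frac{n^2(n-1)^2w}{m\,w'}\le w+2n-(n-1)^2w=2n-n(n-2)w=2n\Big(1-\frac{(n-2)w}2\Big),$$
where we used $(n-1)^2-1=n(n-2)$. The hypothesis $w<\frac2{n-2}$ makes the right side positive, so we may solve for $w'$:
$$w'\ge\frac{n(n-1)^2}{2m}\cdot\frac w{1-\frac{(n-2)w}2}=\frac{\kappa_n^2\,w}{1-\frac{(n-2)w}2} .$$
By (5) this holds with equality. So $\alpha\beta\le\nu^2$, and (8) gives $\sum_x\operatorname{Tr}X_x\rho_x\ge0$. The value of this sum was not changed by balancing, so this contradicts (6). Hence $\vec\rho\in\mathcal C$, and Step 1 gives the simulation at $\epsilon'$. This proves Theorem B. $\square$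

**Which rows were used.** The proof applied (7) only to sets of size $\lfloor n/2\rfloor$ and $\lceil n/2\rceil$: in Step 5, and, if one likes, also for $H\ge0$ in Step 2, where any complementary pair will do. So one may replace $\mathcal S$ by this smaller family, which is closed under complements, and every step goes through word for word. The balanced rows $1+z1_S$ alone, with free weights $M_S$, give Theorem B. For $n=3$ the balanced sets are all the nonempty proper subsets; for $n\ge4$ they are fewer.

## 9. The limit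

**Proof of Theorem C.** For small $\epsilon$ the hypothesis of Theorem B holds, and its right side tends to $0$ as $\epsilon\to+0$; so $\epsilon_{\inf}\to0$. Since $e^a-1\sim a\sim2\sinh(a/2)$ as $a\to0$, we may replace $e^{\epsilon_{\inf}}-1$ by $2\sinh(\epsilon_{\inf}/2)$ and $e^\epsilon-1$ by $2\sinh(\epsilon/2)$ in the limit, and Theorem B gives
$$\limsup_{\epsilon\to+0}\frac{e^{\epsilon_{\inf}}-1}{e^\epsilon-1}\le\lim_{\epsilon\to+0}\frac{\kappa_n}{\sqrt{1-2(n-2)\sinh^2(\epsilon/2)}}=\kappa_n .$$
Theorem A gives $\liminf\ge\kappa_n$, because $t\to1$. So the limit exists and equals $\kappa_n$. From the formulas for even and odd $n$ in Section 2, $\kappa_n\sim\sqrt{2n}$ as $n\to\infty$. $\square$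

For three secrets the limit is $\sqrt3$: to leading order, no triple of states, in any dimension, costs more than the three qubit states we began with. At $t=1.1$ and $n=3$, Theorem A gives a ratio of at least about $1.649$. For Theorem B, $w=0.01/1.1\approx0.00909$ gives $w'=3w/(1-w/2)\approx0.0274$, and solving $z^2=w'(1+z)$ gives $z\approx0.1798$, a ratio of at most about $1.798$. The bounds (1) give $1.225$ and $2$. At fixed $\epsilon>0$ the two theorems leave a gap, and the argument does not determine $\epsilon_{\inf}$ there.
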